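\title{The speed of the infinite bin model in the liquid limit}

\begin{abstract}
In the infinite bin model a particle is added at each step to the right of the bin that contains the $\xi$-th rightmost particle, with $\xi$ random. When $\xi$ takes the value $\lfloor sa_i\rfloor$ with probability $p_i$ and $s\to\infty$, the rescaled process converges on compact time intervals to a deterministic dynamics, the liquid bin model. We prove the conjecture that the speed of the front converges as well. The rescaled speed is never smaller than the liquid speed and exceeds it by $O(s^{-1/2})$, with explicit constants. The error is exactly of order $s^{-1/2}$ for resonant parameters; otherwise it is $O(1/s)$, and all of it comes from rounding up to an exponentially small term. The proof does not use the hydrodynamic limit. It follows the times at which the cursors enter successive bins. These times obey an order-preserving recursion, exactly in the liquid model, and both in mean and up to martingale noise in the particle model.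
\end{abstract}

\section{Introduction}

\subsection{The infinite bin model}
Bins are indexed by $\mathbb{Z}$. Each bin contains finitely many particles, and there is a non-empty bin, the \emph{front}, such that all bins to its right are empty. Let $\mu$ be a probability measure on $\mathbb{Z}_{>0}$ and let $(\xi_n)_{n\ge1}$ be i.i.d.\ with law $\mu$. At step $n$ one particle is added to the bin immediately to the right of the bin that contains the $\xi_n$-th rightmost particle; how ties inside a bin are broken does not matter. It is known that the position of the front after $n$ steps, divided by $n$, tends almost surely to a constant $v_\mu\in(0,1]$ that depends on $\mu$ only, not on the initial configuration.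

The front advances at step $n$ exactly when it holds at least $\xi_n$ particles. If $\mu=\delta_m$, then each new front bin is filled up to $m$ particles before the next one is opened, and $v_\mu=1/m$. In general small values of $\xi_n$ push the front while large values fill bins further to the left, and the number $1/v_\mu$ of steps spent per bin results from the interplay of the two.

\subsection{The liquid bin model}
Fix $N\ge1$, levels $0<a_1<\dots<a_N$ and rates $p_1,\dots,p_N>0$. Bins indexed by $\mathbb{Z}$ now contain finite volumes of liquid, again with a front. Liquid is counted from right to left, and from bottom to top within a bin. The $i$-th \emph{cursor} marks the point where the count reaches $a_i$: it sits in the bin $c_i$ such that the liquid below the cursor in bin $c_i$ and in all bins to its right has volume $a_i$. If $u_k$ is the total volume in the bins with index at least $k$, this means $u_{c_i+1}<a_i\le u_{c_i}$, that is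
\begin{equation}\label{eq:cursor}
c_i=\max\{k: u_k\ge a_i\}.
\end{equation}
The dynamics is deterministic and in continuous time: for each $i$, liquid is poured at rate $p_i$ into bin $c_i+1$. Each cursor therefore moves down in its bin, and on reaching the bottom it jumps to the top of the next bin to the right. It is known that the front has an asymptotic speed $v(a,p)>0$, in bins per unit time, which does not depend on the initial configuration. More precisely, there is a unique stationary evolution, in which the first $a_N$ units of liquid come back to the same relative position shifted by one bin after some period, and the dynamics converges to it exponentially fast. For $N=1$ and $p_1=1$ each bin is filled up to $a_1$, and the speed is $1/a_1$.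

\subsection{The conjecture}
From now on $p_1+\dots+p_N=1$. For $s\ge1/a_1$ let
\[
\mu^{(s)}=\sum_{i=1}^Np_i\,\delta_{\lfloor sa_i\rfloor},
\]
and let $X^{(s)}$ be the infinite bin model with this law. Give each particle the volume $1/s$ and each step the duration $1/s$. The $\lfloor sa_i\rfloor$-th rightmost particle then plays the part of the $i$-th cursor, and volume arrives to its right at mean rate $p_i$. It is known that if $X^{(s)}(0)/s$ converges to a liquid configuration, then $X^{(s)}(\lfloor st\rfloor)/s$ converges in distribution, for the sup norm on compact time intervals, to the liquid bin model started from that configuration. In bins per unit of rescaled time the particle front has speed $s\,v_{\mu^{(s)}}$, and the problem posed in \cite{RT} is to decide the conjecture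
\begin{equation}\label{eq:conj}
\lim_{s\to\infty}s\,v_{\mu^{(s)}}=v(a,p).
\end{equation}
For $N=1$ the left side is the limit of $s/\lfloor sa_1\rfloor$, and \eqref{eq:conj} holds. In general \eqref{eq:conj} is an exchange of limits. The hydrodynamic limit sends $s\to\infty$ on a bounded time interval, during which the front crosses a bounded number of bins, whereas $v_{\mu^{(s)}}$ is defined by sending time to infinity at fixed $s$. What is needed is a bound on the error made per bin that is uniform along the whole evolution. Since a bin is filled by about $s$ independent draws, the central limit theorem suggests a relative error $s^{-1/2}$. We prove \eqref{eq:conj} with this bound, and show that this order is reached only for special parameters.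

\subsection{Results}
For $A\subset\{1,\dots,N\}$ write $p_A=\sum_{i\in A}p_i$. A \emph{policy} is a family $\mathbf{A}=(A_1,\dots,A_N)$ of subsets of $\{1,\dots,N\}$, each containing $1$. It defines the stochastic matrix
\[
P^{\mathbf{A}}_{ji}=\frac{p_i}{p_{A_j}}\,\mathbf{1}_{\{i\in A_j\}} .
\]
Since $P^{\mathbf{A}}_{j1}\ge p_1$ for every $j$, we can write $P^{\mathbf{A}}=p_1E+(1-p_1)Q$ with $Q$ stochastic and $E$ the matrix that sends every state to $1$. Thus $P^{\mathbf{A}}$ contracts the $\ell^1$ distance between probability vectors by the factor $1-p_1$. It has a unique stationary law $\pi^{\mathbf{A}}$, and $\pi^{\mathbf{A}}_1\ge p_1$. For $0<b_1\le\dots\le b_N$ put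
\begin{equation}\label{eq:T}
T(b)=\min_{\mathbf{A}}\ \sum_{j=1}^N\pi^{\mathbf{A}}_j\,\frac{b_j}{p_{A_j}},
\qquad\qquad
K=\frac{4}{\sqrt{p_1}}\sum_{i=1}^N\sqrt{p_i(1-p_i)} .
\end{equation}
In words, a walker at state $j$ pays $b_j/p_{A_j}$ and jumps to a state $i\in A_j$ chosen with probability proportional to $p_i$, and $T(b)$ is the smallest average cost per jump over all policies.

\begin{theorem}\label{thm:main}
Let $0<a_1<\dots<a_N$, $p_i>0$ and $\sum_ip_i=1$.
\begin{itemize}
\item[(1)] $v(a,p)=1/T(a)$.
\item[(2)] For all integers $1\le m_1\le\dots\le m_N$ and $\mu=\sum_ip_i\delta_{m_i}$,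
\[
0\le T(m)-\frac1{v_\mu}\le\frac{K}{p_1}\sqrt{m_N}.
\]
\item[(3)] For all $s\ge1/a_1$,
\[
v(a,p)\le s\,v_{\mu^{(s)}}\le v(a,p)+\frac{2}{a_1^2p_1}\Big(\frac1s+K\sqrt{\frac{a_N}{s}}\Big).
\]
\end{itemize}
In particular $s\,v_{\mu^{(s)}}\to v(a,p)$, and the conjecture \eqref{eq:conj} holds.
\end{theorem}

To describe the exact order of the error we need the shape of the periodic regime. Write $z^+=\max(z,0)$ and $z^-=\max(-z,0)$. By Proposition~\ref{prop:eigen} below there are $h_1<\dots<h_N$, unique up to a common additive constant, such that, with $T=T(a)$,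
\begin{equation}\label{eq:h}
\sum_{i=1}^Np_i\,(h_j+T-h_i)^+=a_j\qquad(1\le j\le N).
\end{equation}
We shall see that $h_j+kT$ is a periodic solution of the recursion satisfied by the time at which cursor $j$ enters bin $k$. Put
\[
A_j=\{i: h_i<h_j+T\},\qquad \pi=\pi^{\mathbf{A}},\qquad \mathrm{Rec}=\{j:\pi_j>0\}.
\]
Thus $A_j$ lists the cursors that enter bin $k-1$ strictly before cursor $j$ enters bin $k$. The parameters are called \emph{resonant} if $h_i=h_j+T$ for some $j\in\mathrm{Rec}$ and some $i$: in the periodic solution, cursor $i$ enters bin $k-1$ at the very moment when cursor $j$ enters bin $k$.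

\begin{theorem}\label{thm:order}
Let $m_j=\lfloor sa_j\rfloor$.
\begin{itemize}
\item[(1)] If the parameters are not resonant, there are $C,c>0$ such that for all $s\ge1/a_1$
\[
0\le\sum_j\pi_j\frac{m_j}{p_{A_j}}-\frac1{v_{\mu^{(s)}}}\le Ce^{-cs},
\qquad
0\le T(m)-\frac1{v_{\mu^{(s)}}}\le Ce^{-cs},
\]
and $0\le s\,v_{\mu^{(s)}}-v(a,p)=O(1/s)$.
\item[(2)] If the parameters are resonant, there are $c,s_0>0$ such that $s\,v_{\mu^{(s)}}-v(a,p)\ge c\,s^{-1/2}$ for $s\ge s_0$. By Theorem~\ref{thm:main}(3) the error is then exactly of order $s^{-1/2}$.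
\end{itemize}
\end{theorem}

Both orders occur. For $N=2$ the parameters are resonant if and only if $p_1a_2=(1+p_1)a_1$ (Section~\ref{sec:two}). For $N=1$ they are never resonant, and when $sa_1-\frac12$ is an integer the error $s/\lfloor sa_1\rfloor-1/a_1=1/(2a_1\lfloor sa_1\rfloor)$ is at least $1/(2a_1^2s)$.

Of the known facts recalled above we use only the existence of the two speeds, the positivity of $v_\mu$, and the independence of both speeds from the initial configuration, which lets us choose convenient starting points. Section~\ref{sec:passage} encodes both models by passage times, and Section~\ref{sec:two} carries out the method by hand for two cursors. Section~\ref{sec:G} studies the deterministic recursion and gives the liquid speed, Section~\ref{sec:main} completes the proof of Theorem~\ref{thm:main}, and Sections~\ref{sec:nonres} and~\ref{sec:res} prove the two parts of Theorem~\ref{thm:order}.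

\section{Passage times of the cursors}\label{sec:passage}

The contents of the bins are awkward variables, because the bin that receives liquid from cursor $i$ changes in time. The cumulative volumes $u_k$ are better: the growth of $u_k$ is decided by $u_{k-1}$ alone, and only through the $N$ times at which $u_{k-1}$ crosses the levels. Taking the bin index $k$ as the new time turns each model into a recursion in $\mathbb{R}^N$.

\subsection{The liquid recursion}
Let $\mathbb{O}=\{x\in\mathbb{R}^N:x_1\le\dots\le x_N\}$ and, for $x\in\mathbb{O}$,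
\[
\psi_x(\theta)=\sum_{i=1}^Np_i\,(\theta-x_i)^+ .
\]
This is the volume delivered up to time $\theta$ by $N$ taps, of which the $i$-th has rate $p_i$ and is opened at time $x_i$. It vanishes for $\theta\le x_1$. After $x_1$ the first tap is open and the total rate is at most $1$, so
\begin{equation}\label{eq:slope}
p_1(\theta'-\theta)\le\psi_x(\theta')-\psi_x(\theta)\le\theta'-\theta\qquad(x_1\le\theta\le\theta').
\end{equation}
For $0<b_1\le\dots\le b_N$ let $G^b_j(x)>x_1$ be the unique solution $\theta$ of $\psi_x(\theta)=b_j$. Since $\psi_x$ is increasing on $[x_1,\infty)$, the vector $G^b(x)=(G^b_j(x))_j$ lies in $\mathbb{O}$. Equation \eqref{eq:h} says that $G^a(h)=h+T\mathbf{1}$, where $\mathbf{1}=(1,\dots,1)$.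

\begin{lemma}\label{lem:liquid}
Start the liquid bin model with volume $a_N$ in each bin $k\le0$ and empty bins $k\ge1$, and let $t^k_j=\inf\{t\ge0:u_k(t)\ge a_j\}$. Then $t^0=0$ and $t^k=G^a(t^{k-1})$ for $k\ge1$. The front is in a bin with index at least $k\ge1$ at time $t$ if and only if $t>t^{k-1}_1$.
\end{lemma}

\begin{proof}
Liquid poured into bin $c_i+1$ increases $u_k$ if and only if $k-1\le c_i$, which by \eqref{eq:cursor} means $u_{k-1}\ge a_i$. So $u_k$ is Lipschitz and $u_k'=\sum_ip_i\mathbf{1}\{u_{k-1}\ge a_i\}$ for almost every $t$. As $u_{k-1}$ is continuous and nondecreasing, $u_{k-1}(t)\ge a_i$ holds exactly for $t\ge t_i^{k-1}$. For $k\ge1$ we have $u_k(0)=0$, and integration gives $u_k(t)=\psi_{t^{k-1}}(t)$. This function reaches $a_j$ at time $G^a_j(t^{k-1})$ and is positive exactly when $t>t_1^{k-1}$. Finally $u_0(0)=a_N$ gives $t^0=0$.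
\end{proof}

By \eqref{eq:cursor}, $t^k_j$ is the first time at which $c_j\ge k$, so it is the time at which cursor $j$ enters bin $k$.

\subsection{Labels and martingales}
Fix integers $1\le m_1\le\dots\le m_N$; ties are allowed because the numbers $\lfloor sa_j\rfloor$ need not be distinct. Let $\iota_1,\iota_2,\dots$ be i.i.d.\ \emph{labels} with $\mathbb{P}(\iota_n=i)=p_i$, and put $\xi_n=m_{\iota_n}$, which has law $\mu=\sum_ip_i\delta_{m_i}$. Let $\mathcal{F}_n=\sigma(\iota_1,\dots,\iota_n)$ and
\[
C_i(n)=\#\{l\le n:\iota_l=i\},\qquad M_i(n)=C_i(n)-p_in .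
\]
Each $M_i$ is a martingale whose increments are i.i.d., have variance $p_i(1-p_i)$ and lie in the interval $[-p_i,1-p_i]$ of length one. We use four textbook facts, in which $\sigma$ is a stopping time.
\begin{itemize}
\item[(F1)] \emph{Strong Markov property.} If $\sigma<\infty$ a.s., then $(\iota_{\sigma+n})_{n\ge1}$ has the law of $(\iota_n)_{n\ge1}$ and is independent of $\mathcal{F}_\sigma$.
\item[(F2)] \emph{Wald's identities.} If $\mathbb{E}\sigma<\infty$, then $\mathbb{E}C_i(\sigma)=p_i\mathbb{E}\sigma$ and $\mathbb{E}M_i(\sigma)^2=p_i(1-p_i)\mathbb{E}\sigma$.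
\item[(F3)] \emph{Doob's inequality.} If $\mathbb{E}\sigma<\infty$, then $\mathbb{E}\sup_{n\le\sigma}M_i(n)^2\le4\,\mathbb{E}M_i(\sigma)^2$.
\item[(F4)] \emph{Maximal Hoeffding--Azuma inequality.} For $n_0\ge1$, $z>0$ and either choice of sign, $\mathbb{P}(\max_{n\le n_0}\pm M_i(n)\ge z)\le\exp(-2z^2/n_0)$.
\end{itemize}

\subsection{The particle recursion}
Start with $m_N$ particles in each bin $k\le0$ and none in the bins $k\ge1$. Let $U_n(k)$ be the number of particles in bins with index at least $k$ after step $n$. The $\xi$-th rightmost particle is in bin $\max\{k:U(k)\ge\xi\}$, and the new particle, placed one bin to the right, counts in $U(k)$ if and only if that maximum is at least $k-1$. Hence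
\begin{equation}\label{eq:U}
U_n(k)=U_{n-1}(k)+\mathbf{1}\{\xi_n\le U_{n-1}(k-1)\}.
\end{equation}
The passage times are the stopping times $\tau^k_j=\min\{n\ge0:U_n(k)\ge m_j\}$. We have $\tau^0=0$, $\tau^k_1\le\dots\le\tau^k_N$, and $\tau^{k-1}_j\le\tau^k_j$ because $U_n(k)\le U_n(k-1)$. By \eqref{eq:U},
\begin{equation}\label{eq:rule}
\text{a label $i$ drawn at step $l$ increases $U(k)$ if and only if $l>\tau_i^{k-1}$.}
\end{equation}
The first tap alone suffices to fill $U(k)$, which bounds the duration of one round of the recursion. For $k\ge1$ let $L_k$ be the number of steps after $\tau_1^{k-1}$ needed to draw the label $1$ exactly $m_N$ times, and let $I_k=[\tau_1^{k-1},\tau_1^{k-1}+L_k]$.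

\begin{lemma}\label{lem:count}
Let $k\ge1$.
\begin{itemize}
\item[(a)] $L_k$ is a sum of $m_N$ independent geometric variables of parameter $p_1$. Thus $\mathbb{E}L_k=m_N/p_1$ and $\|L_k\|_2\le\sqrt2\,m_N/p_1$.
\item[(b)] All $\tau_i^{k-1}$ and $\tau_j^k$ lie in $I_k$, and $\tau_N^k\le L_1+\dots+L_k$.
\item[(c)] $U_n(k)=\sum_i\big(C_i(n)-C_i(\tau_i^{k-1})\big)^+$ for all $n$. Moreover $U_n(k)=0$ for $n\le\tau_1^{k-1}$, and $U_n(k)=m_j$ for $n=\tau_j^k$.
\item[(d)] $\mathbb{E}\,\psi_{\tau^{k-1}}(\tau^k_j)=\sum_ip_i\,\mathbb{E}(\tau^k_j-\tau_i^{k-1})^+=m_j$.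
\end{itemize}
\end{lemma}

\begin{proof}
Argue by induction on $k$, assuming that $\tau_N^{k-1}\le L_1+\dots+L_{k-1}<\infty$. Part (a) follows from (F1) at $\tau_1^{k-1}$; a geometric variable has second moment $(2-p_1)/p_1^2\le2/p_1^2$. The formula in (c) is \eqref{eq:rule} summed over the steps $l\le n$, with $U_0(k)=0$. All its terms vanish for $n\le\tau_1^{k-1}$, and $U(k)$ cannot jump over the value $m_j$ because it starts at $0$ and grows by at most one per step. At time $\tau_1^{k-1}+L_k$ the term $i=1$ alone equals $m_N$, so $\tau_N^k\le\tau_1^{k-1}+L_k$. Together with $\tau_1^{k-1}\le\tau_i^{k-1}\le\tau_i^k\le\tau_N^k$ this gives (b) and closes the induction. All passage times are therefore integrable. For (d), if $\sigma,\sigma'$ are integrable stopping times then $(C_i(\sigma)-C_i(\sigma'))^+=C_i(\sigma\vee\sigma')-C_i(\sigma')$ because $C_i$ is nondecreasing, and by (F2) its mean is $p_i\mathbb{E}(\sigma\vee\sigma'-\sigma')=p_i\mathbb{E}(\sigma-\sigma')^+$. Take expectations in (c) at $n=\tau_j^k$.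
\end{proof}

Part (d) is the key identity: the liquid relation $\psi_{t^{k-1}}(t^k_j)=a_j$ holds for the particle times \emph{exactly in mean}. It remains to link these times with the speed. Put $\beta=1/v_\mu$.

\begin{lemma}\label{lem:speed}
$\mathbb{E}\tau_j^k/k\to\beta$ as $k\to\infty$ for every $j$, and $\beta\ge m_1$.
\end{lemma}

\begin{proof}
Let $\varphi^k$ be the first time at which $U(k)\ge1$. By Lemma~\ref{lem:count}(c), $\tau_1^{k-1}<\varphi^k\le\tau_1^k$. Then $\varphi^{k+1}>\tau_1^k\ge\varphi^k$, so at time $\varphi^k$ the front is bin $k$, and $k/\varphi^k\to v_\mu$ a.s. From $\varphi^k\le\tau_1^k<\varphi^{k+1}$ we get $\tau_1^k/k\to\beta$ a.s. By Lemma~\ref{lem:count}(a),(b), $\|\tau_1^k/k\|_2\le\|L_1\|_2$, so the sequence is uniformly integrable and $\mathbb{E}\tau_1^k/k\to\beta$. Since $\tau_j^k\in I_{k+1}$, we have $0\le\tau_j^k-\tau_1^k\le L_{k+1}$, whose mean does not depend on $k$. Finally $U(k)$ goes from $0$ at time $\tau_1^{k-1}$ to $m_1$ at time $\tau_1^k$, one particle at a time, so $\tau_1^k\ge\tau_1^{k-1}+m_1$.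
\end{proof}

\section{Two cursors}\label{sec:two}

Everything in the general proof is visible for $N=2$. Let $x\in\mathbb{O}$ and $d=x_2-x_1$. For $\theta\ge x_1$ the function $\psi_x$ is the larger of two affine functions, $p_1(\theta-x_1)$ and $\theta-x_1-p_2d$, which correspond to counting the first tap only or both taps. It reaches the level $a_j$ as soon as one of them does (Figure~\ref{fig:psi}), so
\[
G^a_j(x)=x_1+\min\Big(\frac{a_j}{p_1},\ a_j+p_2d\Big).
\]
The new gap $G^a_2(x)-G^a_1(x)$, as a function of $d$, has slope $p_2$ on $(a_1/p_1,a_2/p_1)$ and slope $0$ elsewhere. So the gap converges geometrically, at rate $p_2=1-p_1$, to a fixed point.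

\begin{figure}[ht]
\centering
\begin{tikzpicture}[xscale=1.7,yscale=1.3]
\draw[->] (0,0)--(4.9,0) node[right]{$\theta$};
\draw[very thick] (0,0)--(0.5,0)--(2.5,1)--(3.9,2.4) node[above]{$\psi_x$};
\draw[dashed] (2.5,1)--(4.7,2.1);
\draw[dashed] (1.5,0)--(2.5,1);
\draw[dotted] (0,0.6) node[left]{$a_1$}--(4.8,0.6);
\draw[dotted] (0,2) node[left]{$a_2$}--(4.8,2);
\draw[dotted] (1.7,0.6)--(1.7,0) node[below]{$G_1$};
\draw[dotted] (3.5,2)--(3.5,0) node[below]{$G_2$};
\draw[dotted] (2.5,1)--(2.5,0) node[below]{$x_2$};
\node[below] at (0.5,0) {$x_1$};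
\end{tikzpicture}
\caption{Two taps of rate $\frac12$ opened at times $x_1<x_2$. The delivered volume $\psi_x$ (thick) is, after $x_1$, the maximum of two lines, prolonged by dashes: the first tap only (slope $\frac12$) and both taps (slope $1$). The time $G_j$ at which $\psi_x$ reaches the level $a_j$ is the smaller of the times at which the two lines reach it.}
\label{fig:psi}
\end{figure}

With $d=h_2-h_1>0$, the equations \eqref{eq:h} read
\[
p_1T+p_2(T-d)^+=a_1,\qquad T+p_1d=a_2 .
\]
If $d\le T$, the first is $T-p_2d=a_1$, and subtraction gives $d=a_2-a_1$ and $T=p_1a_1+p_2a_2$. The assumption $d\le T$ then amounts to $p_1a_2\le(1+p_1)a_1$. If $d\ge T$, then $T=a_1/p_1$ and $d=(a_2-a_1/p_1)/p_1$, and the assumption amounts to $p_1a_2\ge(1+p_1)a_1$. The inequality $p_1a_1+p_2a_2\le a_1/p_1$ is equivalent to $p_1p_2a_2\le(1-p_1^2)a_1=p_2(1+p_1)a_1$, so in both cases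
\[
T=\min\Big(\frac{a_1}{p_1},\ p_1a_1+p_2a_2\Big).
\]
The relation $h_i=h_j+T$ forces $i>j$, so the only candidate for a resonance is $(j,i)=(1,2)$, and $1\in\mathrm{Rec}$ always. Resonance means $d=T$, that is $p_1a_2=(1+p_1)a_1$, which is the wall on which the two expressions for $T$ agree.

Now take particles, and write $y_j^k=\mathbb{E}\tau^k_j$. Since $\tau^k_j\ge\tau_1^{k-1}$ and $\tau_2^k\ge\tau_2^{k-1}$, Lemma~\ref{lem:count}(d) has a single nonlinear term:
\begin{align*}
p_1(y_1^k-y_1^{k-1})+p_2\,\mathbb{E}(\tau_1^k-\tau_2^{k-1})^+&=m_1,\\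
p_1(y_2^k-y_1^{k-1})+p_2(y_2^k-y_2^{k-1})&=m_2 .
\end{align*}
There are two ways to make this telescope. Averaging the first line over $k\le n$ and using Lemma~\ref{lem:speed} gives
\begin{equation}\label{eq:two1}
\beta=\frac{m_1}{p_1}-\frac{p_2}{p_1}\lim_{n\to\infty}\frac1n\sum_{k=1}^n\mathbb{E}(\tau_1^k-\tau_2^{k-1})^+ .
\end{equation}
Alternatively use $z^+=z+z^-$ and put $\bar y^k=p_1y_1^k+p_2y_2^k$. The two lines become $y_1^k-\bar y^{k-1}=m_1-p_2\mathbb{E}(\tau_2^{k-1}-\tau_1^k)^+$ and $y_2^k-\bar y^{k-1}=m_2$. Adding them with the weights $p_1,p_2$ reproduces $\bar y^k$ on the left, and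
\begin{equation}\label{eq:two2}
\beta=p_1m_1+p_2m_2-p_1p_2\lim_{n\to\infty}\frac1n\sum_{k=1}^n\mathbb{E}(\tau_2^{k-1}-\tau_1^k)^+ .
\end{equation}
Both identities are exact, and they give $\beta\le\min(m_1/p_1,\,p_1m_1+p_2m_2)$: randomness can only speed up the front. They also show what decides the size of the gain. For $m_j=\lfloor sa_j\rfloor$ one expects $\tau_2^{k-1}-\tau_1^k$ to be $s(d-T)$ up to fluctuations of order $\sqrt s$. If $d>T$ the remainder in \eqref{eq:two1} is nonzero only on a large deviation event, and if $d<T$ the same holds in \eqref{eq:two2}. If $d=T$, the sign of $\tau_2^{k-1}-\tau_1^k$ is decided by the fluctuations, and the remainder should be of order $\sqrt s$. In general the choice between \eqref{eq:two1} and \eqref{eq:two2} is the choice of a policy, and the weights $(1,0)$ and $(p_1,p_2)$ that make the sums telescope are its stationary law.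

\begin{example}
Suppose $m_2\le2m_1$ and $k\ge2$. At time $\tau_1^{k-1}$ bin $k-1$ holds $m_1$ particles, since $U(k-1)=m_1$ and $U(k)=0$. At time $\tau_1^k$ we thus have $U(k-1)\ge2m_1\ge m_2$, so $\tau_2^{k-1}\le\tau_1^k$, and \eqref{eq:two2} gives $\beta=p_1m_1+p_2m_2$ exactly. For $m=(1,2)$ the value $1+p_2$ can be seen directly: after the front has advanced, it advances again at the next step with probability $p_1$, and otherwise it receives a second particle and advances surely one step later.
\end{example}

\section{The map $G^b$ and the liquid speed}\label{sec:G}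

For $z\in\mathbb{R}^N$ let $\operatorname{span}z=\max z-\min z$, where $\max z=\max_iz_i$ and $\min z=\min_iz_i$. This seminorm ignores common shifts, so $\operatorname{span}(x-y)$ compares the shapes of two vectors of times. Throughout, $0<b_1\le\dots\le b_N$.

\begin{lemma}\label{lem:G}
Let $x,y\in\mathbb{O}$.
\begin{itemize}
\item[(a)] $G^b(x+c\mathbf{1})=G^b(x)+c\mathbf{1}$ for $c\in\mathbb{R}$, and $G^{\lambda b}(\lambda x)=\lambda G^b(x)$ for $\lambda>0$.
\item[(b)] $\displaystyle G^b_j(x)=\min_{A\ni1}\frac{b_j+\sum_{i\in A}p_ix_i}{p_A}$, and the minimum is attained at $A=\{i:x_i<G^b_j(x)\}$.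
\item[(c)] With $z=x-y$,
\[
p_1z_1+(1-p_1)\min z\le G_j^b(x)-G^b_j(y)\le p_1z_1+(1-p_1)\max z .
\]
Hence $\min z\le G_j^b(x)-G_j^b(y)\le\max z$ and $\operatorname{span}(G^b(x)-G^b(y))\le(1-p_1)\operatorname{span}z$.
\item[(d)] $|G_j^b(x)-G_j^{b'}(x)|\le|b_j-b_j'|/p_1$.
\end{itemize}
\end{lemma}

\begin{proof}
(a) We have $\psi_{x+c\mathbf{1}}(\theta+c)=\psi_x(\theta)$ and $\psi_{\lambda x}(\lambda\theta)=\lambda\psi_x(\theta)$.

(b) Let $\theta=G_j^b(x)$. For every $A$ we have $\sum_{i\in A}p_i(\theta-x_i)\le\psi_x(\theta)=b_j$, which is $\theta\le(b_j+\sum_{i\in A}p_ix_i)/p_A$. Equality holds for $A=\{i:x_i<\theta\}$, which contains $1$ because $\theta>x_1$.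

(c) Let $A$ attain the minimum in (b) for $y$. Using the same $A$ for $x$ gives $G_j^b(x)-G_j^b(y)\le\sum_{i\in A}(p_i/p_A)z_i$. This is an average of the $z_i$ in which $z_1$ has weight $p_1/p_A\ge p_1$, so it is at most $p_1z_1+(1-p_1)\max z$. Exchanging $x$ and $y$ gives the lower bound. The two bounds do not depend on $j$ and differ by $(1-p_1)\operatorname{span}z$.

(d) Both numbers exceed $x_1$, and $\psi_x$ takes the values $b_j$ and $b_j'$ at them; apply \eqref{eq:slope}.
\end{proof}

The strict contraction in (c) comes from the first tap, which takes part in every average. This is why policies are required to contain $1$ and why the constants degrade as $p_1\to0$.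

\begin{proposition}\label{prop:eigen}
There are $h\in\mathbb{O}$, unique up to an additive constant, and a unique real $T$ such that $G^b(h)=h+T\mathbf{1}$. If $b$ is strictly increasing, so is $h$. The number $T$ is positive and equals $T(b)$, and the minimum in \eqref{eq:T} is attained at the policy $A_j=\{i:h_i<h_j+T\}$. Moreover $T(\lambda b)=\lambda T(b)$ for $\lambda>0$, $T(b)\ge b_1$, and
\begin{equation}\label{eq:Tmon}
b\le b'\ \Longrightarrow\ T(b)\le T(b')\le T(b)+\max(b'-b)/p_1 .
\end{equation}
\end{proposition}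

\begin{proof}
On vectors $z$ with $z_1=0$ we have $\|z\|_\infty\le\operatorname{span}z\le2\|z\|_\infty$, so the closed set $\mathbb{O}_0=\{x\in\mathbb{O}:x_1=0\}$ is complete for the distance $\operatorname{span}(x-y)$. By Lemma~\ref{lem:G}(c) the map $x\mapsto G^b(x)-G_1^b(x)\mathbf{1}$ is a strict contraction of $\mathbb{O}_0$, and it has a unique fixed point by Banach's theorem. Its fixed points are exactly the solutions $h$ with $h_1=0$, and then $T=G_1^b(h)-h_1>0$. Lemma~\ref{lem:G}(a) reduces every solution to this case. If $b$ is strictly increasing then so is $j\mapsto G^b_j(h)=h_j+T$.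

For any policy $\mathbf{A}$, Lemma~\ref{lem:G}(b) gives
\[
h_j+T\le\frac{b_j}{p_{A_j}}+(P^{\mathbf{A}}h)_j\qquad(1\le j\le N),
\]
with equality for all $j$ when $A_j=\{i:h_i<h_j+T\}$. Multiply by $\pi_j^{\mathbf{A}}$ and sum. Since $\pi^{\mathbf{A}}P^{\mathbf{A}}=\pi^{\mathbf{A}}$, the terms in $h$ cancel and $T\le\sum_j\pi_j^{\mathbf{A}}b_j/p_{A_j}$, with equality for that policy. So $T=T(b)$. Homogeneity and monotonicity are read off \eqref{eq:T}, and $b_j/p_{A_j}\ge b_1$ gives $T(b)\ge b_1$. For the last inequality in \eqref{eq:Tmon}, bound $T(b')$ by the cost of a policy that is optimal for $b$ and use $p_{A_j}\ge p_1$.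
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:main}(1)]
Let $h,T$ be given by Proposition~\ref{prop:eigen} for $b=a$. Both $t^k$ (Lemma~\ref{lem:liquid}) and $h+kT\mathbf{1}$ are orbits of $G^a$, started at $0$ and at $h$. Iterating Lemma~\ref{lem:G}(c) yields $\min(-h)\le t_j^k-h_j-kT\le\max(-h)$, so $t_1^k/k\to T$. The front is bin $k$ for $t_1^{k-1}<t\le t_1^k$, hence its speed is $1/T=1/T(a)$.
\end{proof}

\begin{remark}\label{rem:rec}
Any $h_1<\dots<h_N$ and $T>0$ arise from some levels, namely $a_j=\psi_h(h_j+T)$, which are positive and strictly increasing. Choosing $h_2=h_1+T$ gives resonant parameters for every $N\ge2$. Choosing $h=(0,2,3)$ and $T=1$ gives $A_1=\{1\}$ and $\pi=(1,0,0)$. Here $h_3=h_2+T$ is a coincidence at the state $2\notin\mathrm{Rec}$, the parameters are not resonant, and Theorem~\ref{thm:order}(1) applies. So the restriction $j\in\mathrm{Rec}$ in the definition of resonance cannot be dropped.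
\end{remark}

\section{The particle speed and the conjecture}\label{sec:main}

We return to the setting of Lemmas~\ref{lem:count} and~\ref{lem:speed}. The two inequalities in Theorem~\ref{thm:main}(2) have different sources: the lower one follows from the identity in mean, the upper one from a pathwise comparison of $\tau^k$ with $G^m(\tau^{k-1})$.

\subsection{An exact formula for each policy}
A policy replaces the convex function $\psi_{\tau^{k-1}}$ by one of the affine functions below it. The price is the nonnegative remainder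
\begin{equation}\label{eq:R}
R^k_j=\psi_{\tau^{k-1}}(\tau_j^k)-\sum_{i\in A_j}p_i(\tau_j^k-\tau_i^{k-1})
=\sum_{i\in A_j}p_i(\tau_j^k-\tau_i^{k-1})^-+\sum_{i\notin A_j}p_i(\tau_j^k-\tau_i^{k-1})^+ ,
\end{equation}
which vanishes when the policy predicts correctly which of the times $\tau_i^{k-1}$ precede $\tau_j^k$.

\begin{proposition}\label{prop:exact}
For every policy $\mathbf{A}$, with $\pi=\pi^{\mathbf{A}}$,
\begin{equation}\label{eq:exact}
\sum_j\pi_j\frac{m_j}{p_{A_j}}-\beta=\lim_{n\to\infty}\frac1n\sum_{k=1}^n\sum_j\frac{\pi_j}{p_{A_j}}\,\mathbb{E}R_j^k\ \ge0 .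
\end{equation}
Consequently $\beta\le T(m)$.
\end{proposition}

\begin{proof}
Let $y^k_j=\mathbb{E}\tau_j^k$. Taking expectations in \eqref{eq:R}, using Lemma~\ref{lem:count}(d) and dividing by $p_{A_j}$, we get
\[
y_j^k=\frac{m_j}{p_{A_j}}+(P^{\mathbf{A}}y^{k-1})_j-\frac{\mathbb{E}R_j^k}{p_{A_j}} .
\]
Multiply by $\pi_j$ and sum over $j$; by stationarity the middle term becomes $\sum_j\pi_jy_j^{k-1}$. Summing over $k\le n$ and dividing by $n$ gives
\[
\frac1n\sum_j\pi_jy_j^n=\sum_j\pi_j\frac{m_j}{p_{A_j}}-\frac1n\sum_{k=1}^n\sum_j\frac{\pi_j}{p_{A_j}}\mathbb{E}R_j^k ,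
\]
and the left side tends to $\beta$ by Lemma~\ref{lem:speed}. Minimize over $\mathbf{A}$ for the last claim.
\end{proof}

\subsection{The noise in one round}
All times that matter for round $k$ lie in the window $I_k$, so it suffices to control the martingales there. Let
\[
W_k=2\sum_{i=1}^N\ \sup_{0\le n\le L_k}\big|M_i(\tau_1^{k-1}+n)-M_i(\tau_1^{k-1})\big| .
\]

\begin{lemma}\label{lem:noise}
For $k\ge1$ we have $\mathbb{E}W_k\le K\sqrt{m_N}$ and $W_k\le2NL_k$. For all integers $n\in I_k$,
\begin{equation}\label{eq:noise}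
|U_n(k)-\psi_{\tau^{k-1}}(n)|\le W_k ,
\end{equation}
and for all $j$,
\begin{equation}\label{eq:onestep}
|\tau_j^k-G_j^m(\tau^{k-1})|\le W_k/p_1 .
\end{equation}
\end{lemma}

\begin{proof}
By (F1) the $i$-th supremum has the same law as for $k=1$, where $L_1$ is an integrable stopping time. By (F3) and (F2) its second moment is at most $4p_i(1-p_i)m_N/p_1$, so its mean is at most $2\sqrt{p_i(1-p_i)m_N/p_1}$. Summing gives the first bound, and the second holds because increments of $M_i$ are at most $1$ in absolute value. For integers $n,n'$, monotonicity of $C_i$ gives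
\[
\big(C_i(n)-C_i(n')\big)^+=p_i(n-n')^++\mathbf{1}_{\{n>n'\}}\big(M_i(n)-M_i(n')\big),
\]
and for $n,n'\in I_k$ the last term is at most twice the $i$-th supremum in absolute value. Take $n'=\tau_i^{k-1}\in I_k$, sum over $i$ and use Lemma~\ref{lem:count}(c) to obtain \eqref{eq:noise}. At $n=\tau_j^k$ it reads $|\psi_{\tau^{k-1}}(\tau_j^k)-\psi_{\tau^{k-1}}(G_j^m(\tau^{k-1}))|\le W_k$. Both arguments are at least $\tau_1^{k-1}$, so \eqref{eq:slope} gives \eqref{eq:onestep}.
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:main}(2)]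
The lower bound is in Proposition~\ref{prop:exact}. For the upper bound let $G^m(h)=h+T(m)\mathbf{1}$ and $D_k=\|\tau^k-h-kT(m)\mathbf{1}\|_\infty$. The vector $h+kT(m)\mathbf{1}$ is the image of $h+(k-1)T(m)\mathbf{1}$ under $G^m$, and $G^m$ does not increase the sup norm distance by Lemma~\ref{lem:G}(c). With \eqref{eq:onestep},
\[
D_k\le\|\tau^k-G^m(\tau^{k-1})\|_\infty+D_{k-1}\le D_{k-1}+W_k/p_1 .
\]
The errors add up, but only linearly in $k$: $|\mathbb{E}\tau_1^k-h_1-kT(m)|\le\mathbb{E}D_k\le\|h\|_\infty+kK\sqrt{m_N}/p_1$. Divide by $k$ and use Lemma~\ref{lem:speed} to get $|\beta-T(m)|\le K\sqrt{m_N}/p_1$.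
\end{proof}

\subsection{Rounding}
\begin{proof}[Proof of Theorem~\ref{thm:main}(3)]
Let $m_j=\lfloor sa_j\rfloor$, which is at least $1$ because $s\ge1/a_1$, and let $\beta=1/v_{\mu^{(s)}}$, $T=T(a)$. Since $0\le sa_j-m_j\le1$ and $T(sa)=sT$, \eqref{eq:Tmon} gives
\begin{equation}\label{eq:round}
sT-1/p_1\le T(m)\le sT .
\end{equation}
With part (2) and $m_N\le sa_N$,
\[
0\le T-\frac\beta s=\frac{sT-T(m)}s+\frac{T(m)-\beta}s\le\frac1{p_1s}+\frac K{p_1}\sqrt{\frac{a_N}s} .
\]
By part (1),
\begin{equation}\label{eq:invert}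
s\,v_{\mu^{(s)}}-v(a,p)=\frac s\beta-\frac1T=\frac{T-\beta/s}{T\cdot\beta/s} .
\end{equation}
Here $T\ge a_1$, and $\beta/s\ge m_1/s\ge a_1/2$ by Lemma~\ref{lem:speed} and the inequality $\lfloor z\rfloor\ge z/2$ for $z\ge1$. So the denominator is at least $a_1^2/2$.
\end{proof}

\section{Non-resonant parameters}\label{sec:nonres}

In this section and the next, $m_j=\lfloor sa_j\rfloor$ and $\beta=1/v_{\mu^{(s)}}$. The objects $h,T,A_j,\pi$ are those of the level vector $a$, and $R^k_j$ is the remainder \eqref{eq:R} for this policy. Constants $C,c$ depend on $a$ and $p$ only.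

\subsection{Control of the shape}
By \eqref{eq:exact} we must estimate $\mathbb{E}R^k_j$, hence the differences $\tau_j^k-\tau_i^{k-1}$, uniformly in $k$. The quantity $D_k$ used above grows with $k$, because the common shift of the times wanders. Differences of times do not see this shift, and for them the contraction in Lemma~\ref{lem:G}(c) forgets old errors. Put
\[
\varepsilon_k=\frac{W_k+1}{p_1},\qquad S_k=\operatorname{span}(\tau^k-sh),\qquad V_k=S_{k-1}+\varepsilon_k .
\]

\begin{lemma}\label{lem:shape}
For $k\ge1$ and all $i,j$,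
\begin{align}
S_k&\le(1-p_1)S_{k-1}+2\varepsilon_k,\label{eq:S}\\
\big|\tau_j^k-\tau_i^{k-1}-s(h_j+T-h_i)\big|&\le V_k,\label{eq:V}\\
S_k&\le L_k+s(h_N-h_1).\label{eq:Scrude}
\end{align}
\end{lemma}

\begin{proof}
By \eqref{eq:onestep} and Lemma~\ref{lem:G}(d), $|\tau_j^k-G_j^{sa}(\tau^{k-1})|\le\varepsilon_k$, and $G^{sa}(sh)=s(h+T\mathbf{1})$ by Lemma~\ref{lem:G}(a). Therefore
\[
S_k=\operatorname{span}\big(\tau^k-G^{sa}(sh)\big)\le\operatorname{span}\big(G^{sa}(\tau^{k-1})-G^{sa}(sh)\big)+2\varepsilon_k ,
\]
and Lemma~\ref{lem:G}(c) gives \eqref{eq:S}. Let $\zeta=\min(\tau^{k-1}-sh)$. The number $\tau_i^{k-1}-sh_i$ lies in $[\zeta,\zeta+S_{k-1}]$, and so does $G_j^{sa}(\tau^{k-1})-s(h_j+T)$ by Lemma~\ref{lem:G}(c). These two numbers differ by at most $S_{k-1}$, and replacing $G_j^{sa}(\tau^{k-1})$ by $\tau_j^k$ costs $\varepsilon_k$, which proves \eqref{eq:V}. Finally $S_k\le\operatorname{span}\tau^k+s\operatorname{span}h$, and $\operatorname{span}\tau^k\le L_k$ because all $\tau^k_j$ lie in $I_k$.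
\end{proof}

\subsection{Proof of Theorem~\ref{thm:order}(1)}
By assumption $\gamma=\min\{|h_j+T-h_i|:j\in\mathrm{Rec},\,1\le i\le N\}$ is positive. Only $j\in\mathrm{Rec}$ carry weight in \eqref{eq:exact}; fix such a $j$.

\emph{The remainder lives on a large deviation event.} Suppose the $i$-th term of $R_j^k$ is nonzero. Either $i\in A_j$, so $h_j+T-h_i\ge\gamma$, and $\tau_j^k<\tau_i^{k-1}$; or $i\notin A_j$, so $h_j+T-h_i\le-\gamma$, and $\tau_j^k>\tau_i^{k-1}$. In both cases the two quantities compared in \eqref{eq:V} have opposite signs, so $V_k\ge\gamma s+|\tau_j^k-\tau_i^{k-1}|$. The term is at most $p_iV_k$, and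
\begin{equation}\label{eq:RV}
R_j^k\le V_k\,\mathbf{1}\{V_k\ge\gamma s\}.
\end{equation}

\emph{Finite memory.} We need a tail bound for $V_k$ that is uniform in $k$. We iterate \eqref{eq:S} a fixed number $J$ of times and then use the crude bound \eqref{eq:Scrude}. Let $\lambda=2a_N/p_1$, fix an integer $J\ge1$ with $(1-p_1)^J(\lambda+h_N-h_1)\le\gamma/4$, and let $\omega=\gamma p_1/(8(J+1))$. For $k\ge J+2$,
\begin{equation}\label{eq:memory}
V_k\le(1-p_1)^J\big(L_{k-1-J}+s(h_N-h_1)\big)+2\sum_{r=0}^J\varepsilon_{k-r} .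
\end{equation}
If $L_{k-1-J}\le\lambda s$ and $W_{k-r}\le\omega s$ for $0\le r\le J$, the right side is at most
\[
\frac{\gamma s}4+\frac{2(J+1)\omega s}{p_1}+\frac{2(J+1)}{p_1}=\frac{\gamma s}2+\frac{2(J+1)}{p_1},
\]
which is less than $\gamma s$ for large $s$.

\emph{Tails.} By (F1) the law of $(L_l,W_l)$ does not depend on $l$, so take $l=1$, and let $n_0=\lfloor\lambda s\rfloor$. If $L_1>\lambda s$ then $C_1(n_0)<m_N\le a_Ns$, while $p_1n_0\ge2a_Ns-1$. So $-M_1(n_0)\ge a_Ns-1\ge a_Ns/2$ for $s\ge2/a_N$, and (F4) gives $\mathbb{P}(L_l>\lambda s)\le\exp(-a_N^2s/(2\lambda))$. If $L_1\le\lambda s$ and $W_1>\omega s$, then $\max_{n\le n_0}|M_i(n)|>\omega s/(2N)$ for some $i$, so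
\[
\mathbb{P}(W_l>\omega s)\le\mathbb{P}(L_l>\lambda s)+2N\exp\Big(-\frac{2(\omega s/2N)^2}{\lambda s}\Big).
\]
A union bound over $J+2$ events gives $\mathbb{P}(V_k\ge\gamma s)\le Ce^{-cs}$ for large $s$ and all $k\ge J+2$.

\emph{Conclusion.} Since $\varepsilon_l\le(2NL_l+1)/p_1$ and $\|L_l\|_2\le\sqrt2\,a_Ns/p_1$, \eqref{eq:memory} gives $\|V_k\|_2\le Cs$. By \eqref{eq:RV} and the Cauchy--Schwarz inequality, $\mathbb{E}R_j^k\le Cs\,e^{-cs/2}\le C'e^{-c's}$ for $k\ge J+2$. The first $J+1$ terms do not affect the Ces\`aro limit in \eqref{eq:exact}, so, renaming constants, $0\le\sum_j\pi_jm_j/p_{A_j}-\beta\le Ce^{-cs}$ for large $s$. On a bounded range of $s$ the difference is at most $a_Ns/p_1$, so enlarging $C$ covers all $s\ge1/a_1$. Next, $\beta\le T(m)\le\sum_j\pi_jm_j/p_{A_j}$ by Proposition~\ref{prop:exact} and \eqref{eq:T}, whence $0\le T(m)-\beta\le Ce^{-cs}$. With \eqref{eq:round} this gives $0\le T-\beta/s\le(1/p_1+C)/s$, and \eqref{eq:invert}, whose denominator is at least $a_1^2/2$, yields the bound $O(1/s)$. \qed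

\section{Resonant parameters}\label{sec:res}

Fix $j\in\mathrm{Rec}$ and $i$ with $h_i=h_j+T$. As $h$ is strictly increasing (this uses $a_1<\dots<a_N$) and $T>0$, we have $i>j$, so $i\ge2$ and $p_1<1$. Also $A_j=\{1,\dots,i-1\}$ and $A_i=\{1,\dots,i^*\}$ for some $i^*\ge i$. Write
\[
p_{<i}=p_{A_j},\qquad p_{\le i^*}=p_{A_i},\qquad r=p_{<i}/p_{\le i^*}\in(0,1).
\]

We want $\mathbb{E}R_j^k\ge c\sqrt s$. Since $i\notin A_j$, \eqref{eq:R} gives $R_j^k\ge p_i(\tau_j^k-\tau_i^{k-1})^+$. Let $Q$ be the value of $U(k)$ at time $\tau_i^{k-1}$. If $Q<m_j$, then $U(k)$ needs at least $m_j-Q$ further steps to reach $m_j$, so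
\begin{equation}\label{eq:Q}
R_j^k\ge p_i\,(m_j-Q)^+ .
\end{equation}
The estimate \eqref{eq:V} says that $\tau_j^k-\tau_i^{k-1}$ is of order at most $\sqrt s$, but it does not exclude that this difference is always negative or much smaller. A lower bound needs fresh randomness of known law. We view the situation as a race: $U(k-1)$ runs to $m_i$ and $U(k)$ runs to $m_j$, and in the liquid picture they arrive together. We stop the process at a time $\sigma$ that lies of order $s$ steps before the finish, and after which the labels of $A_i$ all feed $U(k-1)$ and the labels of $A_j$ all feed $U(k)$. At time $\sigma$ the race is balanced up to $O(\sqrt s)$ with good probability, and what remains is a binomial experiment with about $s$ trials, which can beat any handicap of order $\sqrt s$ with probability bounded below.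

\subsection{The state at the stopping time}
By Lemma~\ref{lem:noise}, $\mathbb{E}\varepsilon_l\le(K\sqrt{a_Ns}+1)/p_1$, and summing the geometric series in \eqref{eq:S} gives
\[
\mathbb{E}S_l\le(1-p_1)^lS_0+\frac2{p_1^2}\big(K\sqrt{a_Ns}+1\big),\qquad S_0=s(h_N-h_1).
\]
Choose $k_0(s)\ge2$ with $(1-p_1)^{k_0(s)-2}S_0\le\sqrt s$ and fix $k\ge k_0(s)$. Then $S_{k-1}$, $V_{k-1}$, $W_k$ and $W_{k-1}$ have means at most $C\sqrt s$, with $C$ independent of $s$ and $k$. Put
\[
\Lambda=S_{k-1}+V_{k-1},\qquad Y=W_k+W_{k-1}+4\Lambda+2,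
\]
and fix $C_0$, independent of $s$ and $k$, with $\mathbb{E}Y\le C_0\sqrt s$. By \eqref{eq:rule}, the labels of $A_j$ all feed $U(k)$ after $\tau_{i-1}^{k-1}$, and those of $A_i$ all feed $U(k-1)$ after $\tau_{i^*}^{k-2}$. This dictates the choice
\[
\sigma=\tau_{i-1}^{k-1}\vee\tau_{i^*}^{k-2},\qquad \eta=\max(h_{i-1},\,h_{i^*}-T),
\]
where $\eta$ is the liquid counterpart of $\sigma$, and $\eta<h_i$ because $h_{i^*}<h_i+T$. The distances left to run at the stopping time $\sigma$ are the $\mathcal{F}_\sigma$-measurable integers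
\[
q=m_i-U_\sigma(k-1),\qquad q'=m_j-U_\sigma(k).
\]

\begin{lemma}\label{lem:balance}
Let $\kappa=p_{\le i^*}(h_i-\eta)>0$. Then $|q-\kappa s|\le Y$ and $|q'-rq|\le Y$. The event $\mathcal{G}=\{|q-\kappa s|\le4C_0\sqrt s,\ |q'-rq|\le4C_0\sqrt s\}$ belongs to $\mathcal{F}_\sigma$ and has probability at least $3/4$.
\end{lemma}

\begin{proof}
Let $\zeta=\min(\tau^{k-1}-sh)$. For every $l$ we have $|\tau_l^{k-1}-\zeta-sh_l|\le S_{k-1}\le\Lambda$. By \eqref{eq:V} for round $k-1$, $\tau_l^{k-2}$ is within $V_{k-1}$ of $\tau_1^{k-1}-sh_1+s(h_l-T)$, so $|\tau_l^{k-2}-\zeta-s(h_l-T)|\le\Lambda$. Taking maxima, $|\sigma-\zeta-s\eta|\le\Lambda$, and therefore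
\[
|\sigma-\tau_l^{k-1}-s(\eta-h_l)|\le2\Lambda,\qquad|\sigma-\tau_l^{k-2}-s(\eta+T-h_l)|\le2\Lambda .
\]
The time $\sigma$ lies in $I_{k-1}$ because both $\tau_{i-1}^{k-1}$ and $\tau_{i^*}^{k-2}$ do. It lies in $I_k$ because $\tau_1^{k-1}\le\sigma\le\tau_N^{k-1}$, by $\tau_{i^*}^{k-2}\le\tau_{i^*}^{k-1}$. So \eqref{eq:noise} applies to both rounds, and since $z\mapsto z^+$ is $1$-Lipschitz and $\sum_lp_l=1$,
\[
|U_\sigma(k)-s\psi_h(\eta)|\le W_k+2\Lambda,\qquad|U_\sigma(k-1)-s\psi_h(\eta+T)|\le W_{k-1}+2\Lambda .
\]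
We have $h_{i-1}\le\eta<h_i$, so $\psi_h$ has slope $p_{<i}$ on $[\eta,h_i]$, and $\psi_h(h_i)=\psi_h(h_j+T)=a_j$ by resonance and \eqref{eq:h}. Likewise $h_{i^*}\le\eta+T<h_i+T\le h_{i^*+1}$ (the last inequality is void if $i^*=N$), so $\psi_h$ has slope $p_{\le i^*}$ on $[\eta+T,h_i+T]$, and $\psi_h(h_i+T)=a_i$. Thus
\[
a_j-\psi_h(\eta)=p_{<i}(h_i-\eta)=r\kappa,\qquad a_i-\psi_h(\eta+T)=\kappa .
\]
With $|m_l-sa_l|\le1$ we obtain $|q'-r\kappa s|\le W_k+2\Lambda+1$ and $|q-\kappa s|\le W_{k-1}+2\Lambda+1$. Both claimed bounds follow, the second by the triangle inequality and $r<1$. Finally $\mathcal{G}\supset\{Y\le4C_0\sqrt s\}$, and Markov's inequality gives $\mathbb{P}(Y>4C_0\sqrt s)\le1/4$.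
\end{proof}

\subsection{The binomial race}
\begin{lemma}\label{lem:race}
There are $c_0,s_0>0$, depending only on $a$ and $p$, such that $\mathbb{E}(m_j-Q)^+\ge\frac34c_0\sqrt s$ for all $s\ge s_0$ and $k\ge k_0(s)$.
\end{lemma}

\begin{proof}
Take $s$ so large that $4C_0\sqrt s\le\kappa s/2$, and work on $\mathcal{G}$. Then $q\ge\kappa s/2>0$, so $U_\sigma(k-1)<m_i$ and $\sigma<\tau_i^{k-1}$. Let $\sigma'$ be the step at which the $q$-th label in $\{1,\dots,i^*\}$ after $\sigma$ is drawn, and let $B$ be the number of these $q$ labels that are smaller than $i$.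

Since $\sigma\ge\tau_{i^*}^{k-2}\ge\tau_l^{k-2}$ for $l\le i^*$, each of the $q$ labels adds one to $U(k-1)$ by \eqref{eq:rule}, so $\tau_i^{k-1}\le\sigma'$. Labels above $i^*$ may also contribute to $U(k-1)$; this only makes $\tau_i^{k-1}$ earlier. During the steps $\sigma<n\le\tau_i^{k-1}$, a label $l\ge i$ does not increase $U(k)$, because $n\le\tau_i^{k-1}\le\tau_l^{k-1}$, while a label $l<i$ does, because $n>\sigma\ge\tau_l^{k-1}$. Hence
\[
Q=U_\sigma(k)+\sum_{l<i}\big(C_l(\tau_i^{k-1})-C_l(\sigma)\big)\le U_\sigma(k)+B ,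
\]
and on $\mathcal{G}$
\[
m_j-Q\ge q'-B\ge rq-B-4C_0\sqrt s .
\]
By (F1), conditionally on $\mathcal{F}_\sigma$ the successive labels after $\sigma$ that fall in $\{1,\dots,i^*\}$ are i.i.d., each smaller than $i$ with probability $r$, and $q$ is known. So $B$ is binomial with parameters $(q,r)$. Let $\alpha=(4C_0+1)\sqrt{2/\kappa}$. As $\sqrt s\le\sqrt{2q/\kappa}$, the event $B\le rq-\alpha\sqrt q$ implies $B\le rq-(4C_0+1)\sqrt s$, hence $m_j-Q\ge\sqrt s$. By the central limit theorem, the probability that a binomial variable with parameters $(n,r)$ is at most $rn-\alpha\sqrt n$ tends, as $n\to\infty$, to the probability $2c_0>0$ that a standard Gaussian variable is at most $-\alpha/\sqrt{r(1-r)}$; this uses $0<r<1$. It is thus at least $c_0$ for $n\ge n_0$. For $s\ge s_0$, with $s_0$ chosen so that also $\kappa s_0/2\ge n_0$, we get $\mathbb{P}(m_j-Q\ge\sqrt s\mid\mathcal{F}_\sigma)\ge c_0$ on $\mathcal{G}$. Multiply by $\mathbb{P}(\mathcal{G})\ge3/4$.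
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:order}(2)]
Let $s\ge s_0$. Keep only the term $j$ on the right of \eqref{eq:exact}, and only $k\ge k_0(s)$, which does not change the Ces\`aro limit of the lower bound. By \eqref{eq:Q} and Lemma~\ref{lem:race} the right side is at least $c_1\sqrt s$ with
\[
c_1=\frac{3\,\pi_j\,p_i\,c_0}{4\,p_{A_j}} ,
\]
which is positive because $j\in\mathrm{Rec}$. Since $m_l\le sa_l$ and the policy $(A_l)$ is optimal for $a$ (Proposition~\ref{prop:eigen}),
\[
\beta\le\sum_l\pi_l\frac{m_l}{p_{A_l}}-c_1\sqrt s\le s\sum_l\pi_l\frac{a_l}{p_{A_l}}-c_1\sqrt s=sT-c_1\sqrt s .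
\]
In \eqref{eq:invert} the numerator is then at least $c_1s^{-1/2}$ and the denominator at most $T^2$, so $s\,v_{\mu^{(s)}}-v(a,p)\ge(c_1/T^2)\,s^{-1/2}$.
\end{proof}

\begin{thebibliography}{1}
\bibitem{RT}
Sanjay Ramassamy and Benjamin Terlat, \emph{Wall-crossing phenomenon for the liquid bin model}, arXiv:2504.00301 (2025).
\end{thebibliography}
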